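\title{No-signaling and sub-no-signaling values of bipartite quantum games can differ}

\begin{abstract}
In a two-player quantum game a referee sends quantum questions to two players, receives quantum answers and measures them together with a register it has kept. We compare the winning probability of no-signaling strategies with that of sub-no-signaling strategies, which are completely positive maps dominated by a channel that does not signal from Bob to Alice and also by a channel that does not signal from Alice to Bob. For classical games the two values agree. We show that for quantum games they need not: there is a game with qubit questions, qutrit answers and a rank-one winning projection whose sub-no-signaling value is $3/4$ and whose no-signaling value is at most $2/3$. We also prove that the ratio of the two values never exceeds $2$, that its supremum over all games is at least $(1+\sqrt2)/2$, and that the values coincide when both questions are classical or when one of the four question and answer spaces is one-dimensional.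
\end{abstract}

\section{Introduction}\label{sec:intro}

\subsection*{Games and strategies}

All Hilbert spaces are complex and finite-dimensional. We write $L(H)$ for the operators on $H$ and $1$ for the identity; a \emph{state} is a positive operator of trace one. The partial trace $\operatorname{tr}_K:L(H\otimes K)\to L(H)$ is determined by $\operatorname{tr}((X\otimes1)M)=\operatorname{tr}(X\operatorname{tr}_KM)$ for all $X\in L(H)$. A linear map $\Phi:L(H)\to L(K)$ is \emph{completely positive} (CP) if $\mathrm{id}\otimes\Phi$ sends positive operators on $H'\otimes H$ to positive operators for every $H'$, and a \emph{channel} is a trace-preserving CP map. We say that $\Psi$ \emph{dominates} $\Phi$ if $\Psi-\Phi$ is CP.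

A \emph{bipartite quantum game} $\mathcal G$ consists of question spaces $I_A,I_B$, answer spaces $O_A,O_B$, a private register $R$ of the referee, a state $\psi$ on $R\otimes I_A\otimes I_B$ and an operator $0\le P\le1$ on $R\otimes O_A\otimes O_B$. The referee keeps $R$, sends $I_A$ to Alice and $I_B$ to Bob, and receives $O_A$ and $O_B$. If the joint action of the players is a CP map $\Phi:L(I_A\otimes I_B)\to L(O_A\otimes O_B)$, they win with probability
\[
\omega(\mathcal G,\Phi)=\operatorname{tr}\big(P\,(\mathrm{id}_R\otimes\Phi)(\psi)\big).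
\]
The trace of a product of two positive operators is nonnegative, so
\begin{equation}\label{eq:monotone}
\Psi-c\,\Phi\ \text{is CP}\quad\Longrightarrow\quad \omega(\mathcal G,\Psi)\ge c\,\omega(\mathcal G,\Phi)\ \text{ for every game }\mathcal G .
\end{equation}

A channel $\Phi:L(I_A\otimes I_B)\to L(O_A\otimes O_B)$ \emph{does not signal from Bob to Alice} if $\operatorname{tr}_{O_B}\circ\Phi=\Phi_A\circ\operatorname{tr}_{I_B}$ for some channel $\Phi_A:L(I_A)\to L(O_A)$; that is, Alice's part of the output depends only on her part of the input. It \emph{does not signal from Alice to Bob} if $\operatorname{tr}_{O_A}\circ\Phi=\Phi_B\circ\operatorname{tr}_{I_A}$ for some channel $\Phi_B:L(I_B)\to L(O_B)$. We consider the following classes of strategies.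
\begin{itemize}
\item $\mathcal{NOS}$, the \emph{no-signaling} strategies, is the set of channels that signal in neither direction.
\item $\mathcal{SOW}_{A\to B}$ is the set of CP maps dominated by a channel that does not signal from Bob to Alice, and $\mathcal{SOW}_{B\to A}$ is the set of CP maps dominated by a channel that does not signal from Alice to Bob.
\item $\mathcal{SNOS}=\mathcal{SOW}_{A\to B}\cap\mathcal{SOW}_{B\to A}$ is the set of \emph{sub-no-signaling} strategies.
\end{itemize}
The corresponding values are
\[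
\omega_{\mathrm{NOS}}(\mathcal G)=\sup_{\Phi\in\mathcal{NOS}}\omega(\mathcal G,\Phi),\qquad \omega_{\mathrm{SNOS}}(\mathcal G)=\sup_{\Phi\in\mathcal{SNOS}}\omega(\mathcal G,\Phi).
\]

\subsection*{The question}

A sub-no-signaling strategy may lose trace: the players may give no answer, and then they lose. The missing part can be filled in so that Bob does not signal to Alice, and it can be filled in, possibly in another way, so that Alice does not signal to Bob. A no-signaling channel dominates itself, so $\mathcal{NOS}\subseteq\mathcal{SNOS}$ and $\omega_{\mathrm{NOS}}\le\omega_{\mathrm{SNOS}}$. If one filling could always serve both purposes, \eqref{eq:monotone} would give equality. For classical games this is the case. For each pair of questions, what is missing from Alice's marginal distribution and what is missing from Bob's are two measures of equal mass, and their normalized product repairs both marginals at once. It is natural to guess that the same holds in general. For bipartite quantum games the bound $\omega_{\mathrm{SNOS}}\le8\,\omega_{\mathrm{NOS}}$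 is stated in \cite{AJP}, which is also the source of the following problem.

\begin{quote}
\emph{Is $\omega_{\mathrm{NOS}}(\mathcal G)=\omega_{\mathrm{SNOS}}(\mathcal G)$ for every bipartite quantum game $\mathcal G$?}
\end{quote}

\subsection*{Results}

The answer is no. Let $\mathrm{Sym}^2(\mathbb C^d)$ be the symmetric subspace of $\mathbb C^d\otimes\mathbb C^d$, of dimension $d(d+1)/2$. We say that a game has a \emph{maximally entangled question state} if $R$ is a copy of $I_A\otimes I_B$ and $\psi$ is the maximally entangled state \eqref{eq:omega} between the two.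

\begin{theorem}\label{thm:gap}
For each $d\ge2$ there is a game $\mathcal G_d$ with $I_A=I_B=\mathbb C^d$, $O_A=O_B=\mathrm{Sym}^2(\mathbb C^d)$, a maximally entangled question state and a rank-one projection $P$, such that
\[
\omega_{\mathrm{SNOS}}(\mathcal G_d)=\frac{d+1}{2d},\qquad \omega_{\mathrm{NOS}}(\mathcal G_d)\le\frac{3d+2}{7d-2}<\frac{d+1}{2d}.
\]
\end{theorem}

For $d=2$ the questions are qubits, the answers are qutrits, and $\omega_{\mathrm{SNOS}}=3/4$ while $\omega_{\mathrm{NOS}}\le2/3$. The gap is never larger than a factor of $2$. Below, $\Phi^*$ is the adjoint map, defined by $\operatorname{tr}(Y\Phi(\rho))=\operatorname{tr}(\Phi^*(Y)\rho)$. For $\Phi\in\mathcal{SNOS}$ the number $\|1-\Phi^*(1)\|$ is the maximum of $1-\operatorname{tr}\Phi(\rho)$ over states $\rho$, the largest probability with which the players give no answer.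

\begin{theorem}\label{thm:two}
For every game, $\omega_{\mathrm{SNOS}}(\mathcal G)\le2\,\omega_{\mathrm{NOS}}(\mathcal G)$. More precisely, for every $\Phi\in\mathcal{SNOS}$ there is $\Psi\in\mathcal{NOS}$ with $\Psi-\frac1{1+\varepsilon}\Phi$ completely positive, where $\varepsilon=\|1-\Phi^*(1)\|\le1$.
\end{theorem}

Let $\kappa^*$ be the supremum of $\omega_{\mathrm{SNOS}}(\mathcal G)/\omega_{\mathrm{NOS}}(\mathcal G)$ over all games with $\omega_{\mathrm{NOS}}(\mathcal G)>0$.

\begin{theorem}\label{thm:larger}
For each $d\ge2$ there is a game which every no-signaling strategy wins with the same probability, while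
\[
\frac{\omega_{\mathrm{SNOS}}}{\omega_{\mathrm{NOS}}}\ge R_d:=\frac{2s-1+\sqrt{8s^2-4s+1}}{4s},\qquad s=d(d+1).
\]
The numbers $R_d$ increase to $\frac{1+\sqrt2}2$ as $d\to\infty$. Hence $\frac{1+\sqrt2}2\le\kappa^*\le2$.
\end{theorem}

The exact value of $\kappa^*$ is not determined here. Finally, a gap requires quantum questions and nontrivial spaces. We say that \emph{both questions are classical} if $\psi=\sum_{x,y}\psi_{xy}\otimes|x\rangle\langle x|\otimes|y\rangle\langle y|$ for orthonormal bases $(|x\rangle)$ of $I_A$ and $(|y\rangle)$ of $I_B$ and positive operators $\psi_{xy}$ on $R$.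

\begin{proposition}\label{prop:equal}
The values $\omega_{\mathrm{NOS}}(\mathcal G)$ and $\omega_{\mathrm{SNOS}}(\mathcal G)$ coincide if both questions are classical (the answers may be quantum), or if one of $I_A,I_B,O_A,O_B$ is one-dimensional.
\end{proposition}

Section~\ref{sec:choi} translates the definitions into conditions on partial traces. In this language, filling in a strategy means finding a positive operator with two prescribed overlapping marginals. Section~\ref{sec:completion} solves this problem exactly in the cases of Proposition~\ref{prop:equal} and approximately in general, which gives Theorem~\ref{thm:two}. Section~\ref{sec:qubit} exhibits by hand a qubit strategy for which it has no solution. Sections~\ref{sec:construction}--\ref{sec:constant} make this obstruction quantitative in every dimension and prove Theorems~\ref{thm:gap} and~\ref{thm:larger}.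

\section{Strategies as Choi operators}\label{sec:choi}

Fix orthonormal bases of $I_A$ and $I_B$. Let $A$ and $B$ be copies of $I_A$ and $I_B$, put $A'=O_A$, $B'=O_B$ and $n=\dim A\cdot\dim B$. We write $AB$ for $A\otimes B$ and so on, and we reorder tensor factors without comment, since each operator acts on named spaces. The \emph{Choi operator} of a linear map $\Phi:L(I_A\otimes I_B)\to L(O_A\otimes O_B)$ is
\[
J(\Phi)=\sum_{\alpha,\beta}|\alpha\rangle\langle\beta|\otimes\Phi(|\alpha\rangle\langle\beta|)\in L(ABA'B'),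
\]
where $\alpha,\beta$ run over the product basis; the same formula defines $J$ for maps on a single system. We use the following facts.
\begin{itemize}
\item[(C1)] $\Phi\mapsto J(\Phi)$ is a linear bijection, and $\Phi$ is CP if and only if $J(\Phi)\ge0$. In particular $\Psi$ dominates $\Phi$ if and only if $J(\Psi)\ge J(\Phi)$.
\item[(C2)] $J(\operatorname{tr}_{O_B}\circ\Phi)=\operatorname{tr}_{B'}J(\Phi)$, and likewise for $O_A$.
\item[(C3)] $\operatorname{tr}_{A'B'}J(\Phi)=\Phi^*(1)^{\mathsf T}$, because $\operatorname{tr}\Phi(|\alpha\rangle\langle\beta|)=\langle\beta|\Phi^*(1)|\alpha\rangle$. So $\Phi$ preserves the trace if and only if the partial trace of $J(\Phi)$ over the output is $1$.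
\item[(C4)] $J(\Phi_A\circ\operatorname{tr}_{I_B})=J(\Phi_A)\otimes1_B$, because $\operatorname{tr}|b\rangle\langle b'|=\delta_{bb'}$.
\end{itemize}
Fact (C1) is the Choi isomorphism, the only outside theorem on which the proofs of our four results rely. A \emph{local channel} of Alice is an operator $\sigma\ge0$ on $AA'$ with $\operatorname{tr}_{A'}\sigma=1_A$; by (C1) and (C3) these are the Choi operators of channels $L(I_A)\to L(O_A)$, and $\operatorname{tr}\sigma=\dim A$. Local channels $\tau$ of Bob, on $BB'$, are defined in the same way.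

\begin{lemma}\label{lem:choi}
Let $\Phi$ be a linear map with Choi operator $J$.
\begin{itemize}
\item[(i)] $\Phi\in\mathcal{NOS}$ if and only if $J\ge0$ and there are local channels $\sigma,\tau$ with $\operatorname{tr}_{B'}J=\sigma\otimes1_B$ and $\operatorname{tr}_{A'}J=\tau\otimes1_A$. In this case $\operatorname{tr}J=n$.
\item[(ii)] $\Phi\in\mathcal{SNOS}$ if and only if $J\ge0$ and there are local channels $\sigma,\tau$ with $\operatorname{tr}_{B'}J\le\sigma\otimes1_B$ and $\operatorname{tr}_{A'}J\le\tau\otimes1_A$.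
\end{itemize}
\end{lemma}

\begin{proof}
By (C1), (C2) and (C4), a CP map with Choi operator $J'$ satisfies $\operatorname{tr}_{O_B}\circ\Phi'=\Phi'_A\circ\operatorname{tr}_{I_B}$ for a channel $\Phi_A'$ if and only if $\operatorname{tr}_{B'}J'=\sigma\otimes1_B$ for a local channel $\sigma$. This identity gives $\operatorname{tr}_{A'B'}J'=1_{AB}$, so $\Phi'$ is then automatically a channel and $\operatorname{tr}J'=n$. Together with the statement for the other direction this proves (i).

For (ii) we show that $\Phi\in\mathcal{SOW}_{A\to B}$ if and only if $J\ge0$ and $\operatorname{tr}_{B'}J\le\sigma\otimes1_B$ for some local channel $\sigma$; the other direction is symmetric. If $0\le J\le J'$ and $\operatorname{tr}_{B'}J'=\sigma\otimes1_B$, apply the positive map $\operatorname{tr}_{B'}$. Conversely, if $\operatorname{tr}_{B'}J\le\sigma\otimes1_B$, take any state $\rho_{B'}$ and put $J'=J+(\sigma\otimes1_B-\operatorname{tr}_{B'}J)\otimes\rho_{B'}$. Then $J'\ge J$ and $\operatorname{tr}_{B'}J'=\sigma\otimes1_B$.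
\end{proof}

From now on we identify a strategy with its Choi operator, and we say that $J$ lies in $\mathcal{NOS}$ or $\mathcal{SNOS}$ \emph{with local channels} $\sigma,\tau$ when the conditions of the lemma hold for this pair. In case (i) the pair is determined by $J$. In case (ii) it need not be: for $J=0$ every pair is admissible.

The games in our examples test the Choi operator directly. Take $R=AB$ and
\begin{equation}\label{eq:omega}
\psi=|\Omega\rangle\langle\Omega|,\qquad \Omega=n^{-1/2}\sum_\alpha|\alpha\rangle_R\otimes|\alpha\rangle_{I_AI_B}.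
\end{equation}
Then $(\mathrm{id}_R\otimes\Phi)(\psi)=J(\Phi)/n$. For $0\le P\le1$ on $ABA'B'$ we denote the resulting game by $\mathcal G(P)$; a strategy $J$ wins it with probability $\operatorname{tr}(PJ)/n$.

\begin{remark}\label{rem:separation}
Fix the four spaces. The two values agree for all games on these spaces if and only if every $C\in\mathcal{SNOS}$ is dominated by some $J\in\mathcal{NOS}$. One direction is \eqref{eq:monotone}. For the other, note that $\mathcal{NOS}$ is convex and compact: it is cut out of the positive operators by the affine conditions $\operatorname{tr}_{A'B'}J=1$, $\operatorname{tr}_{B'}J=(\operatorname{tr}_{BB'}J)\otimes1_B/\dim B$ and its mirror image. Hence $\mathcal D=\{J-Z:J\in\mathcal{NOS},\,Z\ge0\}$ is closed and convex. If $C\notin\mathcal D$, a separating hyperplane gives a Hermitian $W\ne0$ with $\operatorname{tr}(WC)>\sup_{M\in\mathcal D}\operatorname{tr}(WM)$. Finiteness of the supremum forces $\operatorname{tr}(WZ)\ge0$ for all $Z\ge0$, so $W\ge0$, and $C$ beats every no-signaling strategy in $\mathcal G(W/\|W\|)$.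 The proofs below do not use this remark, but it shows what to look for.
\end{remark}

\section{Completing a strategy}\label{sec:completion}

Let $C\in\mathcal{SNOS}$ with local channels $\sigma,\tau$. Its \emph{deficits} are
\begin{equation}\label{eq:deficits}
X=\sigma\otimes1_B-\operatorname{tr}_{B'}C\ge0,\qquad Y=\tau\otimes1_A-\operatorname{tr}_{A'}C\ge0,
\end{equation}
acting on $ABA'$ and $ABB'$. They have the same marginal on the questions:
\begin{equation}\label{eq:E}
\operatorname{tr}_{A'}X=\operatorname{tr}_{B'}Y=E:=1_{AB}-\operatorname{tr}_{A'B'}C,\qquad 0\le E\le1 .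
\end{equation}
A \emph{completion} is an operator $D\ge0$ on $ABA'B'$ with $\operatorname{tr}_{B'}D=X$ and $\operatorname{tr}_{A'}D=Y$. If $D$ is a completion, then $C+D\in\mathcal{NOS}$ with local channels $\sigma,\tau$. Conversely, if $J\in\mathcal{NOS}$ dominates $C$, then the local channels of $J$ are admissible for $C$ and $J-C$ is a completion for them. So $C$ is dominated by a no-signaling strategy exactly when, for \emph{some} admissible pair $\sigma,\tau$, the operators $X$ and $Y$, which overlap on $AB$ and agree there, are marginals of one positive operator.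

\subsection*{Cases of equality}

When the questions are classical one can condition on them. The overlap then disappears, and a product solves the problem.

\begin{proof}[Proof of Proposition~\ref{prop:equal}]
\emph{Classical questions.} Form Choi operators in the bases $(|x\rangle)$, $(|y\rangle)$. Let $\Phi\in\mathcal{SNOS}$ have Choi operator $C$ with local channels $\sigma,\tau$, and let $C_{xy}=\Phi(|xy\rangle\langle xy|)\ge0$ be the diagonal blocks of $C$. Since $(\mathrm{id}_R\otimes\Phi)(\psi)=\sum_{xy}\psi_{xy}\otimes C_{xy}$, the value of $\Phi$ depends on these blocks only; this is where the hypothesis on $\psi$ enters. The diagonal blocks $\sigma_x=\langle x|\sigma|x\rangle$ and $\tau_y=\langle y|\tau|y\rangle$ are states on $A'$ and $B'$, and the diagonal blocks of \eqref{eq:deficits} are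
\[
X_{xy}=\sigma_x-\operatorname{tr}_{B'}C_{xy}\ge0,\qquad Y_{xy}=\tau_y-\operatorname{tr}_{A'}C_{xy}\ge0 .
\]
Both have trace $\epsilon_{xy}=1-\operatorname{tr}C_{xy}$. Put $D_{xy}=X_{xy}\otimes Y_{xy}/\epsilon_{xy}$ if $\epsilon_{xy}>0$, and $D_{xy}=0$ if $\epsilon_{xy}=0$, in which case $X_{xy}=Y_{xy}=0$. In both cases $\operatorname{tr}_{B'}D_{xy}=X_{xy}$ and $\operatorname{tr}_{A'}D_{xy}=Y_{xy}$. Hence $J=\sum_{xy}|xy\rangle\langle xy|\otimes(C_{xy}+D_{xy})$ satisfies
\[
\operatorname{tr}_{B'}J=\Big(\sum_x|x\rangle\langle x|\otimes\sigma_x\Big)\otimes1_B,\qquad \operatorname{tr}_{A'}J=\Big(\sum_y|y\rangle\langle y|\otimes\tau_y\Big)\otimes1_A ,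
\]
so $J\in\mathcal{NOS}$ by Lemma~\ref{lem:choi}. Its value is $\sum_{xy}\operatorname{tr}(P\,\psi_{xy}\otimes(C_{xy}+D_{xy}))\ge\omega(\mathcal G,\Phi)$.

\emph{One-dimensional spaces.} Let $\Phi\in\mathcal{SNOS}$. By \eqref{eq:monotone} it suffices to find a no-signaling channel that dominates $\Phi$, and by symmetry we may assume that the trivial space is Bob's. Suppose $I_B=\mathbb C$, and let $\Phi''$ be a channel that dominates $\Phi$ and does not signal from Alice to Bob. Then $\operatorname{tr}_{I_B}$ is the identity map, so $\operatorname{tr}_{O_B}\circ\Phi''=\Phi_A\circ\operatorname{tr}_{I_B}$ holds with the channel $\Phi_A=\operatorname{tr}_{O_B}\circ\Phi''$, and $\Phi''\in\mathcal{NOS}$. Suppose $O_B=\mathbb C$, and let $\Phi'$ be a channel that dominates $\Phi$ and does not signal from Bob to Alice. Trace preservation gives $\operatorname{tr}_{O_A}\circ\Phi'=\operatorname{tr}=\Phi_B\circ\operatorname{tr}_{I_A}$ with the channel $\Phi_B=\operatorname{tr}_{I_B}$, and $\Phi'\in\mathcal{NOS}$.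
\end{proof}

\subsection*{The factor $2$}

Without conditioning one can still repair the two marginals separately, as in the proof of Lemma~\ref{lem:choi}. Each repair then disturbs the other marginal by a term proportional to $E$. Subtracting this term restores both marginals but may destroy positivity, and positivity is bought back by mixing with a strategy that ignores the questions.

\begin{proof}[Proof of Theorem~\ref{thm:two}]
Let $C$ be the Choi operator of $\Phi$, with local channels $\sigma,\tau$, and let $X,Y,E$ be as in \eqref{eq:deficits} and \eqref{eq:E}. By (C3), $E=(1-\Phi^*(1))^{\mathsf T}$. A Hermitian operator and its transpose have the same eigenvalues, so $\|E\|=\varepsilon$, and $\varepsilon\le1$ by \eqref{eq:E}. Fix states $\rho_{A'},\rho_{B'}$ and put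
\[
J_0=C+X\otimes\rho_{B'}+Y\otimes\rho_{A'}-E\otimes\rho_{A'}\otimes\rho_{B'},\qquad J_1=1_{AB}\otimes\rho_{A'}\otimes\rho_{B'} .
\]
By \eqref{eq:E},
\[
\operatorname{tr}_{B'}J_0=\operatorname{tr}_{B'}C+X+E\otimes\rho_{A'}-E\otimes\rho_{A'}=\sigma\otimes1_B,
\]
and in the same way $\operatorname{tr}_{A'}J_0=\tau\otimes1_A$. Let $c=\frac1{1+\varepsilon}$ and $J=cJ_0+(1-c)J_1$. Then
\[
\operatorname{tr}_{B'}J=\big[c\,\sigma+(1-c)1_A\otimes\rho_{A'}\big]\otimes1_B,\qquad \operatorname{tr}_{A'}J=\big[c\,\tau+(1-c)1_B\otimes\rho_{B'}\big]\otimes1_A,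
\]
and the brackets are convex combinations of local channels, hence local channels. Since $1-c=c\varepsilon$,
\[
J-cC=c\,X\otimes\rho_{B'}+c\,Y\otimes\rho_{A'}+c\,(\varepsilon1_{AB}-E)\otimes\rho_{A'}\otimes\rho_{B'}\ge0 .
\]
So $J\ge cC\ge0$, and $J$ is the Choi operator of some $\Psi\in\mathcal{NOS}$ with $\Psi-c\Phi$ CP. By \eqref{eq:monotone}, $\omega(\mathcal G,\Phi)\le(1+\varepsilon)\,\omega_{\mathrm{NOS}}(\mathcal G)\le2\,\omega_{\mathrm{NOS}}(\mathcal G)$ for every game.
\end{proof}

\section{A qubit strategy with no completion}\label{sec:qubit}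

For quantum systems, agreement on the overlap does not guarantee a common extension. The simplest obstruction is purity:
\begin{equation}\label{eq:pure}
\begin{gathered}
\text{if $D\ge0$ on $H\otimes K$ and $\operatorname{tr}_KD=|x\rangle\langle x|$ with $\|x\|=1$,}\\
\text{then $D=|x\rangle\langle x|\otimes\rho$ for a state $\rho$ on $K$.}
\end{gathered}
\end{equation}
Indeed, $\operatorname{tr}(D((1-|x\rangle\langle x|)\otimes1))=0$, and a positive operator whose trace against a projection vanishes is supported on the kernel of that projection, here $\mathbb Cx\otimes K$. We want a strategy whose deficits $X$ and $Y$ are both pure. There is a second difficulty: we must exclude a completion for every admissible pair $\sigma,\tau$, so the strategy should determine its local channels.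

Let $A=B=\mathbb C^2$, let $A'=B'=\mathbb C^3$ with basis $f_0,f_1,f_2$, and consider the orthonormal vectors
\[
t_0=\sqrt{\tfrac23}\,|0\rangle\otimes f_0+\sqrt{\tfrac13}\,|1\rangle\otimes f_1,\qquad t_1=\sqrt{\tfrac13}\,|0\rangle\otimes f_1+\sqrt{\tfrac23}\,|1\rangle\otimes f_2
\]
in $\mathbb C^2\otimes\mathbb C^3$. Tracing out the qutrit gives the operators $N_{kl}=\operatorname{tr}_{\mathbb C^3}|t_k\rangle\langle t_l|$,
\[
N_{00}=\tfrac13\begin{pmatrix}2&0\\0&1\end{pmatrix},\quad N_{11}=\tfrac13\begin{pmatrix}1&0\\0&2\end{pmatrix},\quad N_{01}=\tfrac13|1\rangle\langle0|,\quad N_{10}=\tfrac13|0\rangle\langle1| .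
\]
The projection $F=|t_0\rangle\langle t_0|+|t_1\rangle\langle t_1|$ is a local channel, since $N_{00}+N_{11}=1$. Let
\[
v=\tfrac1{\sqrt2}\,(t_0\otimes t_0+t_1\otimes t_1)\in AA'\otimes BB',\qquad C=3|v\rangle\langle v| .
\]
The vector $v$ is invariant under the exchange of $AA'$ and $BB'$, so each statement about Alice has a mirror image for Bob.

\emph{Step 1: $C\in\mathcal{SNOS}$.} We have $\operatorname{tr}_{B'}C=\frac32\sum_{kl}|t_k\rangle\langle t_l|\otimes N_{kl}$. This operator is supported on the range of $F\otimes1_B$, and in the basis $t_0\otimes|0\rangle$, $t_0\otimes|1\rangle$, $t_1\otimes|0\rangle$, $t_1\otimes|1\rangle$ of that range it is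
\[
S=\tfrac12\begin{pmatrix}2&0&0&0\\0&1&1&0\\0&1&1&0\\0&0&0&2\end{pmatrix}=F\otimes1_B-|x\rangle\langle x|,\qquad x=\tfrac1{\sqrt2}\big(t_0\otimes|1\rangle-t_1\otimes|0\rangle\big).
\]
So $C\in\mathcal{SNOS}$ with local channels $\sigma=\tau=F$, and both deficits have rank one.

\emph{Step 2: the local channels are forced.} Let $\sigma$ be any local channel with $S\le\sigma\otimes1_B$. The matrix shows that $S$ is a projection of rank $3$ with $\operatorname{tr}_BS=\frac32F$. Therefore
\[
3=\operatorname{tr}S^2\le\operatorname{tr}\big(S(\sigma\otimes1_B)\big)=\tfrac32\operatorname{tr}(\sigma F)\le\tfrac32\operatorname{tr}\sigma=3 .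
\]
Equality gives $\operatorname{tr}(\sigma(1-F))=0$, so $\sigma=\sum_{kl}s_{kl}|t_k\rangle\langle t_l|$. The condition $\sum_{kl}s_{kl}N_{kl}=1$ reads $2s_{00}+s_{11}=s_{00}+2s_{11}=3$ and $s_{01}=s_{10}=0$, so $\sigma=F$.

\emph{Step 3: there is no completion.} In the basis $|00\rangle,|01\rangle,|10\rangle,|11\rangle$ of $AB$,
\begin{align*}
E=\operatorname{tr}_{A'}|x\rangle\langle x|&=\tfrac12\big(N_{00}\otimes|1\rangle\langle1|+N_{11}\otimes|0\rangle\langle0|-N_{01}\otimes|1\rangle\langle0|-N_{10}\otimes|0\rangle\langle1|\big)\\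
&=\tfrac16\begin{pmatrix}1&0&0&-1\\0&2&0&0\\0&0&2&0\\-1&0&0&1\end{pmatrix},
\end{align*}
which has rank $3$. A completion $D$ would have $\operatorname{tr}_{B'}D=|x\rangle\langle x|$, so $D=|x\rangle\langle x|\otimes\rho_{B'}$ by \eqref{eq:pure}, and then $Y=\operatorname{tr}_{A'}D=E\otimes\rho_{B'}$ would have rank at least $3$. But $Y$ has rank one.

Thus no no-signaling strategy dominates $C$: the questions $AB$ cannot be purified by $A'$ and by $B'$ at the same time. By Remark~\ref{rem:separation} some game separates the two values. To obtain explicit games and bounds, and to pass to dimension $d$, where the deficits are no longer pure, we replace the rank count by an angle. A completion must live in the intersection of the supports of $X\otimes1_{B'}$ and $Y\otimes1_{A'}$, and we will bound the overlap of these two subspaces away from $1$.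

\section{The construction in dimension $d$}\label{sec:construction}

Fix $d\ge2$. The example used an isometry $|k\rangle\mapsto t_k$ whose range projection is a local channel, and a map $|k\rangle\langle l|\mapsto N_{kl}$ whose Choi operator is a multiple of the projection onto the symmetric subspace. Both generalize.

On $\mathbb C^d\otimes\mathbb C^d$ let $V=\sum_{ij}|i\rangle\langle j|\otimes|j\rangle\langle i|$ be the swap, let $\Pi_\pm=\frac12(1\pm V)$ be the projections onto the symmetric and antisymmetric subspaces, and let $\varphi=d^{-1/2}\sum_k|kk\rangle$. We recall that $\operatorname{tr}(V(X\otimes Y))=\operatorname{tr}(XY)$ and that the partial trace of $V$ over either factor is $1$, so that the partial trace of $\Pi_\pm$ is $\frac{d\pm1}2\,1$. Define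
\[
T:\mathbb C^d\to\mathbb C^d\otimes\mathrm{Sym}^2(\mathbb C^d),\qquad Th=\sqrt{\tfrac2{d+1}}\sum_i|i\rangle\otimes\Pi_+(|i\rangle\otimes h),
\]
\[
N(\rho)=\frac{(\operatorname{tr}\rho)1+\rho^{\mathsf T}}{d+1},\qquad \gamma=\frac d{2(d+1)} .
\]
For $d=2$ and $f_0=|00\rangle$, $f_1=(|01\rangle+|10\rangle)/\sqrt2$, $f_2=|11\rangle$ we recover $T|k\rangle=t_k$ and $N(|k\rangle\langle l|)=N_{kl}$.

\begin{lemma}\label{lem:TN}
For all $\rho,X\in L(\mathbb C^d)$,
\begin{itemize}
\item[(i)] $\operatorname{tr}_{\mathrm{Sym}^2}(T\rho T^\dagger)=N(\rho)$ and $T^\dagger(X\otimes1)T=N(X)$;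
\item[(ii)] $N(1)=1$, $T$ is an isometry, and the projection $TT^\dagger$ is a local channel;
\item[(iii)] $(\mathrm{id}\otimes N)(|\varphi\rangle\langle\varphi|)=\frac2{d(d+1)}\Pi_+$ and $(\mathrm{id}\otimes N)(\Pi_-)=\gamma\,(1-|\varphi\rangle\langle\varphi|)$.
\end{itemize}
\end{lemma}

\begin{proof}
(i) Since $\operatorname{tr}\big(\Pi_+(|i\rangle\langle j|\otimes\rho)\big)=\frac12(\delta_{ij}\operatorname{tr}\rho+\langle j|\rho|i\rangle)$,
\[
\operatorname{tr}_{\mathrm{Sym}^2}(T\rho T^\dagger)=\frac2{d+1}\sum_{ij}|i\rangle\langle j|\cdot\tfrac12\big(\delta_{ij}\operatorname{tr}\rho+\langle j|\rho|i\rangle\big)=N(\rho).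
\]
Consequently $\operatorname{tr}(T^\dagger(X\otimes1)T\rho)=\operatorname{tr}(XN(\rho))$, and this equals $\operatorname{tr}(N(X)\rho)$ because $\operatorname{tr}(X\rho^{\mathsf T})=\operatorname{tr}(X^{\mathsf T}\rho)$.

(ii) $N(1)=\frac{d+1}{d+1}1$. Taking $X=1$ and $\rho=1$ in (i) gives $T^\dagger T=1$ and $\operatorname{tr}_{\mathrm{Sym}^2}TT^\dagger=1$.

(iii) We compute
\begin{align*}
(\mathrm{id}\otimes N)(|\varphi\rangle\langle\varphi|)&=\frac1d\sum_{ij}|i\rangle\langle j|\otimes\frac{\delta_{ij}1+|j\rangle\langle i|}{d+1}=\frac{1+V}{d(d+1)},\\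
(\mathrm{id}\otimes N)(V)&=\sum_{ij}|i\rangle\langle j|\otimes\frac{\delta_{ij}1+|i\rangle\langle j|}{d+1}=\frac{1+d|\varphi\rangle\langle\varphi|}{d+1}.
\end{align*}
The first line is the first claim. The second, with $N(1)=1$, gives $(\mathrm{id}\otimes N)(\Pi_-)=\frac12\big(1-\frac{1+d|\varphi\rangle\langle\varphi|}{d+1}\big)=\gamma(1-|\varphi\rangle\langle\varphi|)$.
\end{proof}

Now let $A=B=\mathbb C^d$, $A'=B'=\mathrm{Sym}^2(\mathbb C^d)$ and $\mathcal H=AA'BB'$, so that $n=d^2$. Let $H_A,H_B$ be auxiliary copies of $\mathbb C^d$ and $T_A:H_A\to AA'$, $T_B:H_B\to BB'$ copies of $T$; we write $T_A$ also for $T_A\otimes1$. Put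
\[
\Theta=T_A\otimes T_B:H_AH_B\to\mathcal H,\qquad v=\Theta\varphi .
\]
Then $\Theta$ is an isometry and $v$ is a unit vector. With $\Pi_\pm$ acting on $H_A\otimes B$, define on $\mathcal H$ the projections
\[
F_A=T_AT_A^\dagger\otimes1_{BB'},\qquad S_A=T_A\Pi_+T_A^\dagger\otimes1_{B'},\qquad Q_A=T_A\Pi_-T_A^\dagger\otimes1_{B'},
\]
so that $F_A=S_A+Q_A$. All three act trivially on $B'$, so their traces against a strategy depend only on its marginal on $AA'B$. Let $U$ be the unitary on $\mathcal H$ that exchanges $AA'$ and $BB'$, and put $F_B=UF_AU^\dagger$, $S_B=US_AU^\dagger$, $Q_B=UQ_AU^\dagger$. Since $U\Theta=\Theta V$ and $V\varphi=\varphi$, we have $Uv=v$, and each statement below for $A$ implies the one for $B$ by conjugation with $U$. The projections $F_A$ and $F_B=1_{AA'}\otimes T_BT_B^\dagger$ act on different factors, so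
\begin{equation}\label{eq:FF}
F_AF_B=F_BF_A=\Theta\Theta^\dagger .
\end{equation}

The next lemma places $v$ relative to these projections and measures the angle between the ranges of $Q_A$ and $Q_B$. The key is that $Q_Z\le F_Z$, so by \eqref{eq:FF} the product $Q_AQ_B$ factors through the small space $H_AH_B$, where it can be computed.

\begin{lemma}\label{lem:geometry}
For $Z\in\{A,B\}$ let $M_Z=Q_Z\Theta$.
\begin{itemize}
\item[(i)] $\operatorname{tr}_{B'}|v\rangle\langle v|=\frac2{d(d+1)}T_A\Pi_+T_A^\dagger$. Moreover $Q_Zv=0$ and $S_Zv=F_Zv=v$.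
\item[(ii)] $M_Z^\dagger M_Z=\gamma(1-|\varphi\rangle\langle\varphi|)$, so $\|M_Z\|^2=\gamma$.
\item[(iii)] $Q_AQ_B=M_AM_B^\dagger$, $Q_AF_BQ_A=M_AM_A^\dagger$ and $Q_BF_AQ_B=M_BM_B^\dagger$. In particular $\|Q_AQ_B\|\le\gamma$.
\end{itemize}
\end{lemma}

\begin{proof}
(i) By Lemma~\ref{lem:TN}(i), $\operatorname{tr}_{B'}|v\rangle\langle v|=T_A(\mathrm{id}\otimes N)(|\varphi\rangle\langle\varphi|)T_A^\dagger$, and Lemma~\ref{lem:TN}(iii) gives the formula. Hence $\|Q_Av\|^2=\operatorname{tr}(T_A\Pi_-T_A^\dagger\operatorname{tr}_{B'}|v\rangle\langle v|)$ is a multiple of $\operatorname{tr}(\Pi_-\Pi_+)=0$. Also $F_Av=v$ because $F_A\Theta=\Theta$, and $S_Av=F_Av-Q_Av=v$.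

(ii) Using $T_A^\dagger T_A=1$ and then Lemma~\ref{lem:TN}(i) and (iii),
\[
M_A^\dagger M_A=\Theta^\dagger Q_A\Theta=T_B^\dagger(\Pi_-\otimes1_{B'})T_B=(\mathrm{id}\otimes N)(\Pi_-)=\gamma(1-|\varphi\rangle\langle\varphi|).
\]

(iii) By $Q_Z=Q_ZF_Z=F_ZQ_Z$ and \eqref{eq:FF}, $Q_AQ_B=Q_AF_AF_BQ_B=M_AM_B^\dagger$ and $Q_AF_BQ_A=Q_AF_AF_BQ_A=M_AM_A^\dagger$.
\end{proof}

A no-signaling strategy cannot choose its weights on $S_A$ and $Q_A$ independently. Its marginal $\sigma\otimes1_B$ is flat on $B$ and does not distinguish the symmetric from the antisymmetric subspace, so the weights are in the ratio of the dimensions.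

\begin{lemma}\label{lem:traces}
Let $J\in\mathcal{SNOS}$ with local channels $\sigma,\tau$, and put $b_A=\operatorname{tr}(\sigma TT^\dagger)$, $b_B=\operatorname{tr}(\tau TT^\dagger)$. Then $0\le b_Z\le d$ and
\[
\operatorname{tr}(JF_Z)\le d\,b_Z,\qquad \operatorname{tr}(JS_Z)\le\tfrac{d+1}2\,b_Z,\qquad \operatorname{tr}(JQ_Z)\le\tfrac{d-1}2\,b_Z
\]
for $Z\in\{A,B\}$. If $J\in\mathcal{NOS}$ with local channels $\sigma,\tau$, the three displayed inequalities are equalities.
\end{lemma}

\begin{proof}
We have $b_A\le\operatorname{tr}\sigma=d$ since $TT^\dagger\le1$. For $\Pi\in\{1,\Pi_+,\Pi_-\}$ on $H_A\otimes B$,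
\[
\operatorname{tr}\big(J(T_A\Pi T_A^\dagger\otimes1_{B'})\big)=\operatorname{tr}\big((\operatorname{tr}_{B'}J)\,T_A\Pi T_A^\dagger\big)\le\operatorname{tr}\big((\sigma\otimes1_B)T_A\Pi T_A^\dagger\big)=\operatorname{tr}\big(\sigma\,T(\operatorname{tr}_B\Pi)T^\dagger\big),
\]
with equality if $\operatorname{tr}_{B'}J=\sigma\otimes1_B$. Now insert $\operatorname{tr}_B1=d\,1$ and $\operatorname{tr}_B\Pi_\pm=\frac{d\pm1}2\,1$.
\end{proof}

\begin{lemma}\label{lem:C}
The operator $C=\frac{d(d+1)}2|v\rangle\langle v|$ lies in $\mathcal{SNOS}$ with local channels $\sigma=\tau=TT^\dagger$.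
\end{lemma}

\begin{proof}
By Lemma~\ref{lem:geometry}(i), $\operatorname{tr}_{B'}C=T_A\Pi_+T_A^\dagger\le T_AT_A^\dagger\otimes1_B$, and $TT^\dagger$ is a local channel by Lemma~\ref{lem:TN}(ii). The inequality for $\operatorname{tr}_{A'}C$ follows from $Uv=v$.
\end{proof}

The deficit $X$ of $C$ is $T_A\Pi_-T_A^\dagger$, so $Q_A=X\otimes1_{B'}$, and likewise $Q_B=Y\otimes1_{A'}$. These are the two subspaces announced at the end of Section~\ref{sec:qubit}, and $\|Q_AQ_B\|\le\gamma<1$ says that they meet only in $0$.

\section{The rank-one game}\label{sec:rankone}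

Let $\mathcal G_d=\mathcal G(|v\rangle\langle v|)$; a strategy $J$ wins it with probability $\langle v|J|v\rangle/d^2$. Weight on $v$ is weight on $S_A$ and on $S_B$. A no-signaling strategy must match it by proportional weights on $Q_A$ and on $Q_B$, both orthogonal to $v$. If one portion of $J$ could pay for both, nothing would be lost compared with $C$, but the angle between the ranges of $Q_A$ and $Q_B$ prevents this. We need one general fact: if $K:\mathcal H\oplus\mathcal H\to\mathcal H$ is a row operator $K=(K_1\ \,K_2)$, then $KK^\dagger=K_1K_1^\dagger+K_2K_2^\dagger$, the operator $K^\dagger K$ is the block matrix $(K_i^\dagger K_j)$, and $\|KK^\dagger\|=\|K\|^2=\|K^\dagger K\|$.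

\begin{proof}[Proof of Theorem~\ref{thm:gap}]
\emph{The sub-no-signaling value.} The strategy $C$ of Lemma~\ref{lem:C} wins with probability $\frac{d(d+1)}{2d^2}=\frac{d+1}{2d}$. Conversely, $S_Zv=v$ gives $|v\rangle\langle v|\le S_Z$, so for $J\in\mathcal{SNOS}$ Lemma~\ref{lem:traces} yields
\begin{equation}\label{eq:xb}
\langle v|J|v\rangle\le\operatorname{tr}(JS_Z)\le\tfrac{d+1}2\,b_Z\le\tfrac{d(d+1)}2,\qquad Z\in\{A,B\}.
\end{equation}
Hence $\omega_{\mathrm{SNOS}}(\mathcal G_d)=\frac{d+1}{2d}$.

\emph{The no-signaling value.} For $K=(Q_A\ \,Q_B)$ we have $KK^\dagger=Q_A+Q_B$ and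
\[
K^\dagger K=\begin{pmatrix}Q_A&0\\0&Q_B\end{pmatrix}+\begin{pmatrix}0&Q_AQ_B\\Q_BQ_A&0\end{pmatrix}.
\]
The two terms have norms $1$ and $\|Q_AQ_B\|$, so Lemma~\ref{lem:geometry}(iii) gives
\begin{equation}\label{eq:mu}
\|Q_A+Q_B\|\le\mu:=1+\gamma=\frac{3d+2}{2(d+1)} .
\end{equation}
The Hermitian operator $Q_A+Q_B$ annihilates $v$, so $Q_A+Q_B\le\mu(1-|v\rangle\langle v|)$. Let $J\in\mathcal{NOS}$ and $x=\langle v|J|v\rangle$. By \eqref{eq:xb}, $b_A+b_B\ge\frac{4x}{d+1}$. Using the equality case of Lemma~\ref{lem:traces} and $\operatorname{tr}J=d^2$,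
\[
\frac{2(d-1)}{d+1}\,x\le\frac{d-1}2(b_A+b_B)=\operatorname{tr}\big(J(Q_A+Q_B)\big)\le\mu\,(d^2-x).
\]
Therefore
\begin{equation}\label{eq:final1}
\frac x{d^2}\le\frac\mu{\mu+\frac{2(d-1)}{d+1}}=\frac{3d+2}{(3d+2)+4(d-1)}=\frac{3d+2}{7d-2}.
\end{equation}
Finally, $(d+1)(7d-2)-2d(3d+2)=d^2+d-2=(d-1)(d+2)>0$, so $\frac{3d+2}{7d-2}<\frac{d+1}{2d}$.
\end{proof}

\begin{remark}
The no-signaling hypothesis is used in the equality $\operatorname{tr}(JQ_Z)=\frac{d-1}2b_Z$. For sub-no-signaling $J$ only the useless inequality $\le$ holds, and $C$ has $\operatorname{tr}(CQ_Z)=0$. The angle is equally essential: the middle expression in \eqref{eq:final1} increases with $\mu$, and the trivial bound $\mu=2$ gives exactly $\frac{d+1}{2d}$. Any bound $\mu<2$ produces a gap.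
\end{remark}

\section{A game with constant no-signaling value}\label{sec:constant}

Theorem~\ref{thm:gap} guarantees the ratio $\frac{(d+1)(7d-2)}{2d(3d+2)}$, which is $9/8$ for $d=2$ and tends to $7/6$. To do better we keep the strategy $C$ and change the referee. Remark~\ref{rem:separation} suggests looking for $W\ge0$ with $\operatorname{tr}(WC)$ large and $\operatorname{tr}(WJ)$ small on $\mathcal{NOS}$. The no-signaling conditions control only marginals, so we take a sum of one operator trivial on $B'$ and one trivial on $A'$, built from the projections at hand: for real parameters $y>0$ and $\eta$,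
\[
W=W_A+W_B,\qquad W_Z=S_Z-\eta\,Q_Z+y(1-F_Z).
\]
By Lemma~\ref{lem:geometry}(i), $W_Zv=v$, so $\operatorname{tr}(WC)=d(d+1)$ for all parameters. For $J\in\mathcal{NOS}$, Lemma~\ref{lem:traces} and $\operatorname{tr}J=d^2$ give
\[
\operatorname{tr}(JW_Z)=b_Z\Big(\frac{d+1}2-\eta\,\frac{d-1}2-yd\Big)+yd^2 .
\]
If the parameters satisfy
\begin{equation}\label{eq:balance}
2dy=(d+1)-(d-1)\eta ,
\end{equation}
the unknown $b_Z$ drops out and $\operatorname{tr}(JW)=2yd^2$ for every $J\in\mathcal{NOS}$. The ratio $\operatorname{tr}(WC)/\operatorname{tr}(WJ)$ is then $\frac{d+1}{2dy}$, which by \eqref{eq:balance} exceeds $1$ exactly when $\eta>0$. So we want $\eta$ positive and large. Then $W_A$ and $W_B$ are not positive, and the problem is to keep their sum positive. Since $S_Z=F_Z-Q_Z$,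
\begin{equation}\label{eq:WG}
W=G-(1+\eta)(Q_A+Q_B),\qquad G=F_A+F_B+y(2-F_A-F_B),
\end{equation}
so we need a version of \eqref{eq:mu} with the weight $G$ in place of the identity. The weight helps because $Q_A$ and $Q_B$ overlap only through the range of $F_AF_B$, where $G$ equals $2$.

\begin{lemma}\label{lem:weighted}
For every $y>0$, $\;Q_A+Q_B\le\dfrac{1+\gamma y}{1+y}\,G$.
\end{lemma}

For $y=1$ we have $G=2\cdot1$, and the lemma reduces to \eqref{eq:mu}.

\begin{proof}
The commuting projections $F_A,F_B$ split $\mathcal H$ into four orthogonal parts. On them $G$ is a positive scalar, namely $2$, $1+y$, $1+y$ and $2y$, so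
\[
G^{-1}=\tfrac12F_AF_B+\tfrac1{1+y}\big(F_A(1-F_B)+(1-F_A)F_B\big)+\tfrac1{2y}(1-F_A)(1-F_B).
\]
Let $K=(G^{-1/2}Q_A\ \;G^{-1/2}Q_B)$. Then $KK^\dagger=G^{-1/2}(Q_A+Q_B)G^{-1/2}$, so the claim is equivalent to $\|K^\dagger K\|\le\frac{1+\gamma y}{1+y}$. The blocks of $K^\dagger K$ are $Q_ZG^{-1}Q_{Z'}$. Put $\delta=\frac1{1+y}-\frac12$. From the formula for $G^{-1}$ we get $F_AG^{-1}=\frac1{1+y}F_A-\delta F_AF_B$ and $F_AG^{-1}F_B=\frac12F_AF_B$. With $Q_Z=Q_ZF_Z=F_ZQ_Z$ and Lemma~\ref{lem:geometry}(iii),
\[
Q_ZG^{-1}Q_Z=\tfrac1{1+y}Q_Z-\delta M_ZM_Z^\dagger,\qquad Q_AG^{-1}Q_B=\tfrac12M_AM_B^\dagger .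
\]
For $\xi=(\xi_A,\xi_B)\in\mathcal H\oplus\mathcal H$ let $m_Z=M_Z^\dagger\xi_Z$. Then
\begin{align*}
\langle\xi,K^\dagger K\xi\rangle&=\sum_Z\Big(\frac{\|Q_Z\xi_Z\|^2}{1+y}-\delta\|m_Z\|^2\Big)+\operatorname{Re}\langle m_A,m_B\rangle\\
&\le\sum_Z\Big(\frac{\|\xi_Z\|^2}{1+y}+\big(\tfrac12-\delta\big)\|m_Z\|^2\Big),
\end{align*}
by $\operatorname{Re}\langle m_A,m_B\rangle\le\frac12(\|m_A\|^2+\|m_B\|^2)$. Now $\frac12-\delta=\frac y{1+y}\ge0$, and $\|m_Z\|^2\le\gamma\|\xi_Z\|^2$ by Lemma~\ref{lem:geometry}(ii). The last sum is therefore at most $\frac{1+\gamma y}{1+y}\|\xi\|^2$.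
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:larger}]
By \eqref{eq:WG} and Lemma~\ref{lem:weighted}, $W\ge0$ if
\[
1+\eta=\frac{1+y}{1+\gamma y},\qquad\text{that is,}\qquad \eta=\frac{(1-\gamma)y}{1+\gamma y}=\frac{(d+2)y}{2(d+1)+dy}.
\]
Fix this $\eta$. Multiplying \eqref{eq:balance} by $2(d+1)+dy>0$ turns it into
\[
4d(d+1)y+2d^2y^2=2(d+1)^2+\big[d(d+1)-(d-1)(d+2)\big]y=2(d+1)^2+2y,
\]
that is, $d^2y^2+(2s-1)y-(d+1)^2=0$ with $s=d(d+1)$. The left side equals $-(d+1)^2<0$ at $y=0$ and $2d^2-2>0$ at $y=1$, so the positive root lies in $(0,1)$. Since the discriminant is $(2s-1)^2+4s^2=8s^2-4s+1$, this root is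
\[
y=\frac{\sqrt{8s^2-4s+1}-(2s-1)}{2d^2}.
\]
With these parameters $W\ge0$, and $W\ne0$ because $Wv=2v$. Consider the game $\mathcal G(W/\|W\|)$. Every no-signaling strategy wins it with probability exactly $2y/\|W\|>0$, and $C$ wins it with probability $\frac{d+1}{d\|W\|}$. Hence
\[
\frac{\omega_{\mathrm{SNOS}}}{\omega_{\mathrm{NOS}}}\ge\frac{d+1}{2dy}=\frac s{\sqrt{8s^2-4s+1}-(2s-1)}=\frac{s\big(\sqrt{8s^2-4s+1}+2s-1\big)}{4s^2}=R_d .
\]
With $u=1/s$ we have $R_d=\frac12-\frac u4+\frac14\sqrt{(2-u)^2+4}$, a decreasing function of $u\in(0,2)$. As $d$ increases, $u$ decreases to $0$, so $R_d$ increases to $\frac12+\frac{\sqrt8}4=\frac{1+\sqrt2}2$. This gives $\kappa^*\ge\sup_dR_d=\frac{1+\sqrt2}2$, and $\kappa^*\le2$ by Theorem~\ref{thm:two}.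
\end{proof}

Already for qubit questions the new referee improves the guaranteed ratio: $R_2=\frac{11+\sqrt{265}}{24}>\frac{11+16}{24}=\frac98$.

\begin{remark}
The precise form of Theorem~\ref{thm:two} limits what the strategy $C$ can show. Its deficit on the questions is $E=\operatorname{tr}_{A'}(T_A\Pi_-T_A^\dagger)=(N\otimes\mathrm{id})(\Pi_-)=\gamma(1-|\varphi\rangle\langle\varphi|)$, by Lemma~\ref{lem:TN}(iii) conjugated with the swap, so $\varepsilon=\gamma<\frac12$. In every game the value of $C$ is therefore at most $(1+\gamma)\,\omega_{\mathrm{NOS}}$, and no referee can extract from $C$ a ratio of $3/2$ or more. For the rank-one game this gives $\omega_{\mathrm{NOS}}(\mathcal G_d)\ge\frac{d+1}{2d(1+\gamma)}=\frac{(d+1)^2}{d(3d+2)}$, so that $\frac9{16}\le\omega_{\mathrm{NOS}}(\mathcal G_2)\le\frac23$.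
\end{remark}

\begin{thebibliography}{9}

\bibitem{AJP}
Roy Araiza, Marius Junge, Carlos Palazuelos,
\emph{No-signaling values of quantum games--an operator algebra perspective},
arXiv:2606.21664 (2026).

\end{thebibliography}
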